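\title{Wigner-positive states are limits of Wigner-positive states of finite Fock support}

\begin{abstract}
We prove that every quantum state on $L^2(\mathbb{R}^d)$ with nonnegative Wigner function is a trace-norm limit of states with nonnegative Wigner function that are supported on finitely many Fock states. Truncation in the Fock basis destroys Wigner positivity, so the approximants are built in three steps. The filter $\rho\mapsto e^{-t\hat n}\rho e^{-t\hat n}$ acts on Wigner functions through a positive Gaussian kernel. It therefore preserves Wigner positivity and bounds the truncation error pointwise by a small multiple of a thermal Wigner function, and this error is then absorbed by explicit finite-rank operators with Wigner functions proportional to $r^{2m}e^{-r^2}$. The approximants are interior points of the finite-dimensional sets, they converge in weighted trace norms, and they inherit phase invariance. Every extreme Wigner-positive state is a limit of extreme Wigner-positive states of finite Fock support.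
\end{abstract}

\section{Introduction}\label{sec:intro}

A \emph{state} on $L^2(\mathbb{R})$ is a positive semi-definite trace-class operator $\rho$ with $\operatorname{tr}\rho=1$. If $\rho(x,y)$ is its kernel, its \emph{Wigner function} is
\[
W\rho(x,p)=\frac{1}{2\pi}\int_{\mathbb{R}}\rho\Big(x+\frac y2,\,x-\frac y2\Big)e^{-ipy}\,dy ,\qquad (x,p)\in\mathbb{R}^2 .
\]
This is a real function on phase space whose marginals are the position and momentum distributions of $\rho$, but it can be negative. A state is \emph{Wigner-positive} if $W\rho\ge0$ everywhere; then $W\rho$ is a probability density on phase space. The set $\mathcal{D}_+$ of Wigner-positive states is convex, because $W$ is linear.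

Let $h_0,h_1,\dots$ be the Hermite functions (the Fock states $|0\rangle,|1\rangle,\dots$). For $N\in\mathbb{N}=\{0,1,\dots\}$ let $\mathcal{H}^N=\operatorname{span}\{h_0,\dots,h_N\}$, and let $\mathcal{D}_+^N$ be the set of Wigner-positive states with range in $\mathcal{H}^N$. A state on $\mathcal{H}^N$ is a matrix of size $N+1$, and its Wigner function is $e^{-x^2-p^2}$ times a polynomial of degree at most $2N$ (Lemma~\ref{lem:poly}). So $\mathcal{D}_+^N$ is a compact convex set defined by the positivity of a matrix and of a polynomial, and one would like to know whether these finite-dimensional sets determine $\mathcal{D}_+$. Write $\operatorname{Extr}(C)$ for the set of extreme points of a convex set $C$, and $\overline{\operatorname{conv}}$ for the trace-norm closure of the convex hull. It is known that $\mathcal{D}_+=\overline{\operatorname{conv}}(\operatorname{Extr}(\mathcal{D}_+))$ and that $\operatorname{Extr}(\mathcal{D}_+^N)=\operatorname{Extr}(\mathcal{D}_+)\cap\mathcal{D}_+^N$. The question, posed in \cite{CCDDPV}, is whether the extreme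 points that lie in some $\mathcal{D}_+^N$ already generate $\mathcal{D}_+$.

Without the sign condition the answer is immediate: if $P_N$ is the projection onto $\mathcal{H}^N$, the normalized truncations of $P_N\rho P_N$ converge to $\rho$. With the sign condition this argument breaks down, already for coherent states (Section~\ref{sec:examples}). The answer is nevertheless yes.

\begin{theorem}\label{thm:A}
Every $\rho\in\mathcal{D}_+$ is the trace-norm limit of a sequence in $\bigcup_N\mathcal{D}_+^N$. Equivalently,
\[
\mathcal{D}_+=\overline{\operatorname{conv}}\Big(\bigcup_{N\in\mathbb{N}}\operatorname{Extr}(\mathcal{D}_+^N)\Big).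
\]
\end{theorem}

The proof gives more, and it works for any number $d\ge1$ of modes. On $L^2(\mathbb{R}^d)$ let $h_\alpha=h_{\alpha_1}\otimes\dots\otimes h_{\alpha_d}$ for $\alpha\in\mathbb{N}^d$, let $\hat n$ be the total number operator, $\hat nh_\alpha=|\alpha|h_\alpha$, and let $\mathcal{H}^N=\operatorname{span}\{h_\alpha:|\alpha|\le N\}$. The Wigner function is defined on $\mathbb{R}^{2d}$ by the same formula with prefactor $(2\pi)^{-d}$, and $\mathcal{D}_+$, $\mathcal{D}_+^N$, $P_N$ keep their meaning. The trace norm is $\|\cdot\|_1$.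

\begin{theorem}\label{thm:B}
Let $d\ge1$ and let $\rho\in\mathcal{D}_+$ on $L^2(\mathbb{R}^d)$.
\begin{enumerate}
\item[(i)] There are $M_k\in\mathbb{N}$ and $\rho_k\in\mathcal{D}_+^{M_k}$ with $\|\rho_k-\rho\|_1\to0$ such that each $\rho_k$ is an interior point of $\mathcal{D}_+^{M_k}$ relative to the affine space of Hermitian trace-one operators on $\mathcal{H}^{M_k}$.
\item[(ii)] Let $f:\mathbb{N}\to[1,\infty)$ satisfy $\sum_kf(k)^2q^k<\infty$ for all $q<1$, and put $\Lambda=f(\hat n)$. If $\operatorname{tr}(\Lambda^2\rho)<\infty$, the $\rho_k$ in \emph{(i)} can be chosen so that also $\|\Lambda(\rho_k-\rho)\Lambda\|_1\to0$.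
\item[(iii)] If $\rho$ commutes with every $e^{i\phi\hat n}$, $\phi\in\mathbb{R}$, the $\rho_k$ can be chosen to commute with every $e^{i\phi\hat n}$.
\end{enumerate}
\end{theorem}

In (ii), $\operatorname{tr}(\Lambda^2\rho)$ means $\sum_\alpha f(|\alpha|)^2\langle h_\alpha,\rho h_\alpha\rangle$, and $\Lambda X\Lambda$ is the trace-class operator $Y$, when there is one, with $X=\Lambda^{-1}Y\Lambda^{-1}$; it is unique, its matrix entries being $f(|\alpha|)\langle h_\alpha,Xh_\beta\rangle f(|\beta|)$. Every power $f(k)=(1+k)^\gamma$ with $\gamma\ge0$ is admissible. For $\gamma=\frac12$, part (ii) shows that a state with $\operatorname{tr}(\hat n\rho)<\infty$ has approximants with $\operatorname{tr}(\hat n\rho_k)\to\operatorname{tr}(\hat n\rho)$. For $d=1$, the condition in (iii) means that $\rho$ is diagonal in the Fock basis.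

For extreme points the convex hull in Theorem~\ref{thm:A} is not needed.

\begin{theorem}\label{thm:C}
Let $d\ge1$. Every $\rho\in\operatorname{Extr}(\mathcal{D}_+)$ is the trace-norm limit of a sequence of extreme points $\rho_k\in\operatorname{Extr}(\mathcal{D}_+^{N_k})$. Consequently, in trace norm,
\[
\overline{\operatorname{Extr}(\mathcal{D}_+)}=\overline{\textstyle\bigcup_N\operatorname{Extr}(\mathcal{D}_+^N)} .
\]
\end{theorem}

Section~\ref{sec:examples} shows in one mode how truncation fails and how it can be repaired. The two tools for the general repair, a filter and a family of finite-rank operators $\tau_m$, are constructed in Sections~\ref{sec:filter} and~\ref{sec:tau} and combined in Section~\ref{sec:proofAB}. Section~\ref{sec:extreme} deduces Theorem~\ref{thm:C} by a compactness argument. The number of modes enters only through constants, and the reader may take $d=1$ throughout.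

\section{Wigner functions of trace-class operators}\label{sec:prelim}

We write $z=(x,p)\in\mathbb{R}^{2d}$ and $r=|z|$. The inner product is antilinear in the first slot, and $|\phi\rangle\langle\psi|$ has kernel $\phi(x)\overline{\psi(y)}$. A trace-class operator has a singular value decomposition $A=\sum_js_j|\phi_j\rangle\langle\psi_j|$ with orthonormal families and $\sum_js_j=\|A\|_1$. We use the inequalities $\|TAT'\|_1\le\|T\|\|A\|_1\|T'\|$, $|\operatorname{tr}(AT)|\le\|A\|_1\|T\|$ and $\|ST\|_1\le\|S\|_2\|T\|_2$, where $\|\cdot\|_2$ is the Hilbert--Schmidt norm, and $\|A\|_1=\operatorname{tr}A$ for $A\ge0$. An \emph{operator on $\mathcal{H}^N$} is one with $A=P_NAP_N$; for self-adjoint $A$ this says that the range lies in $\mathcal{H}^N$. Let $E_k$ be the projection onto $\operatorname{span}\{h_\alpha:|\alpha|=k\}$, so that $g(\hat n)=\sum_kg(k)E_k$, $\operatorname{tr}E_k=\binom{k+d-1}{d-1}$ and $\operatorname{tr}q^{\hat n}=(1-q)^{-d}$ for $0<q<1$. The Gaussian integral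
\begin{equation}\label{eq:gauss}
\int_{\mathbb{R}^d}e^{-\gamma|\xi|^2-ik\cdot\xi}\,d\xi=\Big(\frac\pi\gamma\Big)^{d/2}e^{-|k|^2/(4\gamma)},\qquad\gamma>0,
\end{equation}
is used repeatedly.

The reflection through the phase-space point $z$ is $(\Pi_z\psi)(y)=e^{2ip\cdot(y-x)}\psi(2x-y)$. It is unitary and $\Pi_z^2=1$, so it is self-adjoint, and it is strongly continuous in $z$ because translations are. For $A=|\phi\rangle\langle\psi|$ the substitution $y=2v$ in the definition of $W$ gives
\[
WA(z)=\frac1{\pi^d}\int\phi(x+v)\overline{\psi(x-v)}\,e^{-2ip\cdot v}\,dv=\frac1{\pi^d}\langle\psi,\Pi_z\phi\rangle .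
\]
Summing over a singular value decomposition, which also supplies the kernel of $A$, we obtain for every trace-class $A$
\begin{equation}\label{eq:parity}
WA(z)=\pi^{-d}\operatorname{tr}(A\Pi_z),\qquad |WA(z)|\le\pi^{-d}\|A\|_1 .
\end{equation}
Since $\Pi_z$ has eigenvalues $\pm1$, a state is Wigner-positive exactly when, about every point of phase space, even parity is at least as likely as odd parity. By \eqref{eq:parity}, $WA$ is continuous in $z$, it is real when $A=A^*$, and for fixed $z$ it is trace-norm continuous in $A$; in particular $\mathcal{D}_+$ is trace-norm closed. Plancherel's theorem in the variable $y$ and the measure-preserving map $(x,y)\mapsto(x+\frac y2,x-\frac y2)$ give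
\begin{equation}\label{eq:overlap}
\int_{\mathbb{R}^{2d}}WA\;\overline{WB}\,dz=(2\pi)^{-d}\operatorname{tr}(AB^*).
\end{equation}
Thus $WA\in L^2(\mathbb{R}^{2d})$, and $WA\not\equiv0$ if $A\ne0$. It is convenient to divide by the Wigner function $\pi^{-d}e^{-r^2}$ of the vacuum $|h_0\rangle\langle h_0|$, and we set
\[
Q_A(z)=\pi^de^{r^2}\,WA(z).
\]

\begin{lemma}\label{lem:poly}
If $A$ is an operator on $\mathcal{H}^N$, then $Q_A$ is a polynomial in $(x,p)$ of degree at most $2N$.
\end{lemma}

\begin{proof}
Each $h_n(x)$ is $e^{-x^2/2}$ times a polynomial of degree $n$. Hence $h_\alpha(x+\frac y2)h_\beta(x-\frac y2)$ is $e^{-|x|^2-|y|^2/4}$ times a polynomial in $(x,y)$ of degree $|\alpha|+|\beta|$. By \eqref{eq:gauss}, $\int y^\nu e^{-|y|^2/4-ip\cdot y}dy=(4\pi)^{d/2}(i\partial_p)^\nu e^{-|p|^2}$, which is $e^{-|p|^2}$ times a polynomial in $p$ of degree $|\nu|$.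
\end{proof}

\begin{lemma}\label{lem:strong}
Let $T_k$ be self-adjoint with $\|T_k\|\le1$ and $T_k\to1$ strongly. Then $\|T_kAT_k-A\|_1\to0$ for every trace-class $A$.
\end{lemma}

\begin{proof}
For unit vectors, $\big\||T_k\phi\rangle\langle T_k\psi|-|\phi\rangle\langle\psi|\big\|_1\le\|T_k\phi-\phi\|+\|T_k\psi-\psi\|$, which tends to $0$ and is at most $4$. Sum over a singular value decomposition and use dominated convergence.
\end{proof}

The lemma applies to $P_N$ as $N\to\infty$ and to $e^{-t\hat n}$ as $t\to0$. Recall that a point of a convex set $C$ is \emph{extreme} if it cannot be written as $\lambda\sigma_1+(1-\lambda)\sigma_2$ with $0<\lambda<1$ and $\sigma_1\ne\sigma_2$ in $C$, and that a compact convex subset of a finite-dimensional space is the convex hull of its extreme points.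

\begin{lemma}\label{lem:convex}
\textup{(a)} $\operatorname{conv}\big(\bigcup_N\operatorname{Extr}(\mathcal{D}_+^N)\big)=\bigcup_N\mathcal{D}_+^N$. \quad
\textup{(b)} $\operatorname{Extr}(\mathcal{D}_+^N)\subseteq\operatorname{Extr}(\mathcal{D}_+)$.
\end{lemma}

\begin{proof}
(a) The set $\mathcal{D}_+^N$ is convex, closed and bounded in a finite-dimensional space, so $\mathcal{D}_+^N=\operatorname{conv}\operatorname{Extr}(\mathcal{D}_+^N)$. This gives ``$\supseteq$''. The sets $\mathcal{D}_+^N$ increase with $N$, so their union is convex, which gives ``$\subseteq$''.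

(b) Let $\rho\in\operatorname{Extr}(\mathcal{D}_+^N)$ and $\rho=\lambda\sigma_1+(1-\lambda)\sigma_2$ with $\sigma_i\in\mathcal{D}_+$, $0<\lambda<1$. For $\psi\perp\mathcal{H}^N$ we have $0=\langle\psi,\rho\psi\rangle=\lambda\|\sigma_1^{1/2}\psi\|^2+(1-\lambda)\|\sigma_2^{1/2}\psi\|^2$, so $\sigma_i\psi=0$. Hence $\sigma_i\in\mathcal{D}_+^N$, and $\sigma_1=\sigma_2$.
\end{proof}

Since $\mathcal{D}_+$ is closed, part (a) shows that the two formulations in Theorem~\ref{thm:A} are equivalent, for every $d$.

\section{How truncation fails, and a repair by hand}\label{sec:examples}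

In this section $d=1$. From $h_1(x)=\sqrt2\,x\,h_0(x)$ and the proof of Lemma~\ref{lem:poly}, in which integration replaces $y$ by $-2ip$ and $y^2$ by $2-4p^2$, we get
\begin{equation}\label{eq:lowQ}
Q_{|0\rangle\langle0|}=1,\qquad Q_{|1\rangle\langle0|}=\sqrt2\,(x-ip),\qquad Q_{|1\rangle\langle1|}=2r^2-1 .
\end{equation}

\begin{example}[the set $\mathcal{D}_+^1$]\label{ex:H1}
Let $\rho=(1-\lambda)|0\rangle\langle0|+\lambda|1\rangle\langle1|+b|1\rangle\langle0|+\bar b|0\rangle\langle1|$. It is a state if and only if $|b|^2\le\lambda(1-\lambda)$; this is a ball, and its boundary consists of the pure states. By \eqref{eq:lowQ}, the minimum of $Q_\rho$ on the circle of radius $r$ is $1-2\lambda+2\lambda r^2-2\sqrt2|b|r$, and minimizing over $r$ shows that $\rho\in\mathcal{D}_+^1$ if and only if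
\[
|b|^2\le\lambda(1-2\lambda).
\]
This is a solid ellipsoid. It touches the sphere of pure states only at the vacuum, and its opposite pole is $\tau_1=\frac12(|0\rangle\langle0|+|1\rangle\langle1|)$, with $Q_{\tau_1}=r^2$.
\end{example}

The scarcity of pure states persists for all $N$. For $w=(x_0,p_0)$ the \emph{coherent state} $\phi_w(y)=e^{ip_0y}h_0(y-x_0)$ has Wigner function $\pi^{-1}e^{-|z-w|^2}>0$. The generating function $\sum_n\zeta^nh_n(y)/\sqrt{n!}=\pi^{-1/4}e^{-y^2/2+\sqrt2\zeta y-\zeta^2/2}$ shows that
\begin{equation}\label{eq:coherent}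
\phi_w=c_w\sum_{n\ge0}\frac{\zeta^n}{\sqrt{n!}}\,h_n,\qquad \zeta=\frac{x_0+ip_0}{\sqrt2},\qquad |c_w|=e^{-|\zeta|^2/2}.
\end{equation}

\begin{proposition}\label{prop:pure}
The only pure state in $\bigcup_N\mathcal{D}_+^N$ is the vacuum $|0\rangle\langle0|$.
\end{proposition}

\begin{proof}
Let $\psi=\sum_{n\le N}\psi_nh_n$ be a unit vector that is not a multiple of $h_0$. Then $\langle\phi_w,\psi\rangle=\overline{c_w}\sum_n\psi_n\bar\zeta^{\,n}/\sqrt{n!}$, and the sum is a nonconstant polynomial in $\bar\zeta$, so it vanishes for some $w$. By \eqref{eq:overlap}, $\int e^{-|z-w|^2}\,W(|\psi\rangle\langle\psi|)(z)\,dz=0$. A continuous nonzero function whose integral against a positive weight vanishes takes negative values.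
\end{proof}

A coherent state with $w\neq0$ lies in $\mathcal{D}_+$, and it is an extreme point because it is pure. By Proposition~\ref{prop:pure} none of its truncations $P_N\phi_w$ with $N\ge1$ is Wigner-positive, and any approximation from $\bigcup_N\mathcal{D}_+^N$ must use mixed states. There is also no margin to absorb errors. Given $\rho\in\mathcal{D}_+$ and $\varepsilon>0$, pick $w$ with $W\rho(w)<\varepsilon/\pi$, which exists because $W\rho\in L^2$. The displaced state $\psi(y)=e^{ip_0y}h_1(y-x_0)$ has Wigner function $-1/\pi$ at $w$, so $(1-\varepsilon)\rho+\varepsilon|\psi\rangle\langle\psi|\notin\mathcal{D}_+$. Thus $\mathcal{D}_+$ has empty interior in the set of states, and closeness in trace norm says nothing about the sign of $W$.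

What speaks for a positive answer is that the negative part created by truncation can be removed cheaply. We use the states
\[
\tau_m=2^{-m}\sum_{k=0}^m\binom mk|k\rangle\langle k|,\qquad Q_{\tau_m}=\frac{r^{2m}}{m!},
\]
where the formula for $Q_{\tau_m}$ is Lemma~\ref{lem:tau} below, and follows from \eqref{eq:lowQ} for $m\le1$. The function $W\tau_m=\pi^{-1}e^{-r^2}r^{2m}/m!$ is largest on the circle $r^2=m$.

\begin{example}[repairing a truncated coherent state]\label{ex:repair}
Let $0<c<1$. By \eqref{eq:coherent}, $\psi_c=h_0+ch_1$ is, up to a factor, the truncation to $\mathcal{H}^1$ of the coherent state with $\zeta=c$. For $A=|\psi_c\rangle\langle\psi_c|$, \eqref{eq:lowQ} gives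
\[
Q_A=1+2\sqrt2\,cx+c^2(2r^2-1)=2c^2|z-z_c|^2-c^2,\qquad z_c=\Big(-\frac1{\sqrt2\,c},0\Big).
\]
So $Q_A\geq-c^2$, and $Q_A<0$ exactly on the open disk of radius $1/\sqrt2$ about $z_c$, where $r\ge R:=(1/c-1)/\sqrt2$. Therefore $A+\mu\tau_m$ has nonnegative Wigner function as soon as $\mu\ge c^2m!/R^{2m}$, and the repair moves $A$ by $\mu$ in trace norm. For $c=\frac15$ we have $R^2=8$, and the bound asks for $\mu=\frac1{25}$ if $m=0$, for $\mu=\frac1{200}$ if $m=1$, and for $\mu=8!/(25\cdot8^8)<10^{-4}$ if $m=8$. The negative region is far from the origin, and it is cheapest to fill it with a $\tau_m$ that peaks there, although this state lies outside $\mathcal{H}^1$.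
\end{example}

For general $\rho\in\mathcal{D}_+$ we do not know where $W(P_N\rho P_N)$ is negative. All we know from \eqref{eq:parity} is that $W(P_N\rho P_N)\ge-\delta/\pi$ with $\delta=\|\rho-P_N\rho P_N\|_1$ small. Two obstacles remain.
\begin{enumerate}
\item[(O1)] A uniform bound is too weak: no trace-class $B$ has $WB\ge\delta/\pi$ everywhere, since $WB\in L^2$. We need a pointwise bound on the error by the Wigner function of a positive operator of small trace.
\item[(O2)] The bound we shall obtain is a Gaussian $e^{-(1-a)r^2}$ with $0<a<1$, and by Lemma~\ref{lem:poly} no operator on any $\mathcal{H}^M$ has a Wigner function that dominates it at infinity.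
\end{enumerate}

\section{The filter $e^{-t\hat n}$}\label{sec:filter}

To overcome (O1) we apply, before truncating, a map that is close to the identity, preserves each $\mathcal{H}^N$ and the positivity of operators, preserves the positivity of Wigner functions, and turns bounded Wigner functions into decaying ones. A map $A\mapsto GAG$ with $G$ a real function of $\hat n$ respects $\mathcal{H}^N$ and operator positivity. The choice $G=e^{-t\hat n}$ is suggested by \eqref{eq:coherent}: it sends $\phi_w$ to a multiple of $\phi_{e^{-t}w}$, so it preserves the family of coherent states and damps those that are far away.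

From now on $d\ge1$. For $t>0$ put
\[
G=G_t=e^{-t\hat n},\quad u=e^{-t},\quad q=u^2,\quad \kappa=\frac{1-u}{1+u},\quad a=\frac{2q}{1+q}\in(0,1),
\]
so that $1-a=\frac{1-q}{1+q}=\tanh t$. Mehler's formula states that for $0<v<1$ the operator $v^{\hat n}$ has the kernel
\begin{equation}\label{eq:mehler}
\sum_\alpha v^{|\alpha|}h_\alpha(x)h_\alpha(y)=\frac{1}{(\pi(1-v^2))^{d/2}}\exp\Big(-\frac{\kappa_v}4|x+y|^2-\frac1{4\kappa_v}|x-y|^2\Big),\quad\kappa_v=\frac{1-v}{1+v};
\end{equation}
the case of $d$ modes is the product of $d$ copies of the one-mode formula. For $v=q$ we have $\kappa_q=1-a$ and $(1-a)/(1-q^2)=(1+q)^{-2}$, so \eqref{eq:gauss} gives the \emph{thermal} Wigner function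
\begin{equation}\label{eq:thermal}
W(q^{\hat n})(z)=\frac{e^{-(1-a)|x|^2}}{(2\pi)^d(\pi(1-q^2))^{d/2}}\int e^{-\frac{|y|^2}{4(1-a)}-ip\cdot y}\,dy=\frac{e^{-r^2}e^{ar^2}}{\pi^d(1+q)^d}.
\end{equation}

\begin{lemma}\label{lem:filter}
For every trace-class $A$ and every $z\in\mathbb{R}^{2d}$,
\[
W(GAG)(z)=\int_{\mathbb{R}^{2d}}K(z,w)\,WA(w)\,dw,\qquad K(z,w)=\Big(\frac{2}{\pi(1-q)}\Big)^{d}e^{-\frac{|z-w|^2}{2\kappa}-\frac{\kappa|z+w|^2}{2}}>0 .
\]
Consequently,
\begin{enumerate}
\item[(i)] if $WA\ge0$, then $W(GAG)\ge0$;
\item[(ii)] $|W(GAG)|\le2^d\|A\|_1\,W(q^{\hat n})$, and therefore $|Q_{GAG}(z)|\le2^d\|A\|_1\,e^{ar^2}$.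
\end{enumerate}
\end{lemma}

\begin{proof}
Let first $A$ be an operator on some $\mathcal{H}^N$, so that its kernel and $WA$ are Schwartz functions. Write $z=(x,p)$ and $w=(x',p')$. Fourier inversion gives $A(x'+\frac{y'}2,x'-\frac{y'}2)=\int WA(x',p')e^{ip'\cdot y'}dp'$, hence
\[
W(GAG)(z)=\frac1{(2\pi)^d}\int G\big(x+\tfrac y2,x'+\tfrac{y'}2\big)\,G\big(x'-\tfrac{y'}2,x-\tfrac y2\big)\,WA(x',p')\,e^{-ip\cdot y+ip'\cdot y'}\,dp'dx'dy'dy .
\]
Put $\xi=y+y'$ and $\nu=y-y'$. In the first kernel the sum and difference of the arguments are $x+x'+\frac\xi2$ and $x-x'+\frac\nu2$; in the second they are $x+x'-\frac\xi2$ and $-(x-x'-\frac\nu2)$. By \eqref{eq:mehler} with $v=u$ and the parallelogram identity, the product of the two kernels is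
\[
\frac{1}{(\pi(1-q))^d}\;e^{-\frac\kappa2|x+x'|^2-\frac1{2\kappa}|x-x'|^2}\;e^{-\frac\kappa8|\xi|^2-\frac1{8\kappa}|\nu|^2}.
\]
For fixed $x$ the integrand is absolutely integrable in $(p',x',y',y)$, so we may integrate over $(y,y')$ first. Here $dy\,dy'=2^{-d}d\xi\,d\nu$ and $-p\cdot y+p'\cdot y'=-\frac12\xi\cdot(p-p')-\frac12\nu\cdot(p+p')$, so \eqref{eq:gauss} gives
\[
2^{-d}\Big(\frac{8\pi}\kappa\Big)^{d/2}e^{-\frac{|p-p'|^2}{2\kappa}}\,(8\pi\kappa)^{d/2}e^{-\frac{\kappa|p+p'|^2}2}=(4\pi)^de^{-\frac{|p-p'|^2}{2\kappa}-\frac{\kappa|p+p'|^2}2}.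
\]
The constants combine to $(2\pi)^{-d}(\pi(1-q))^{-d}(4\pi)^d$, which is the prefactor of $K$. For general $A$ apply the formula to $P_NAP_N$, which tends to $A$ in trace norm by Lemma~\ref{lem:strong}. The left side converges by \eqref{eq:parity} and $\|G\|\le1$, and the right side converges by \eqref{eq:parity} and $K(z,\cdot)\in L^1$. Part (i) follows from $K>0$.

For (ii) let $\kappa_\pm=\kappa^{-1}\pm\kappa$. Then $\kappa_+^2-\kappa_-^2=4$ and $\kappa_+=\frac{2(1+q)}{1-q}=\frac2{1-a}$. The exponent of $K$ is $-\frac{\kappa_+}2(|z|^2+|w|^2)+\kappa_-z\cdot w$, and completing the square in $w$ gives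
\[
\int K(z,w)\,dw=\Big(\frac2{\pi(1-q)}\cdot\frac{2\pi}{\kappa_+}\Big)^de^{-\frac{\kappa_+^2-\kappa_-^2}{2\kappa_+}r^2}=\Big(\frac2{1+q}\Big)^de^{-(1-a)r^2}=(2\pi)^d\,W(q^{\hat n})(z).
\]
Combine this with $|WA|\le\pi^{-d}\|A\|_1$, and use \eqref{eq:thermal} and $1+q\ge1$ for the last claim.
\end{proof}

Part (ii) removes (O1): after filtering, an operator of trace norm $\delta$, whatever its structure, has a Wigner function dominated by that of $2^d\delta\,q^{\hat n}$, a positive operator of trace $2^d\delta(1-q)^{-d}$.

\section{Finite-rank pieces of the thermal operator}\label{sec:tau}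

The operator $q^{\hat n}$ has infinite rank, and we must replace it by a positive operator on some $\mathcal{H}^M$ whose Wigner function is nonnegative and explicitly known. By \eqref{eq:thermal}, $(1+q)^dQ_{q^{\hat n}}=e^{ar^2}$, and the Taylor series of this function in the parameter $a$ has nonnegative terms $a^mr^{2m}/m!$. So we expand the operator $(1+q)^dq^{\hat n}$ in powers of $a$, rather than of $q$, and find that each coefficient is positive and of finite rank. Define
\[
\tau_m=2^{-m}\sum_{k=0}^m\binom{m+d-1}{k+d-1}E_k,\qquad \theta_M=\sum_{m=0}^Ma^m\tau_m,\qquad e_M(s)=\sum_{m=0}^M\frac{s^m}{m!}.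
\]
For $d=1$ the $\tau_m$ are the states of Section~\ref{sec:examples}. In general $\tau_m$ is a function of $\hat n$, it is an operator on $\mathcal{H}^m$, and $\tau_m\ge2^{-m}P_m$.

\begin{lemma}\label{lem:tau}
We have $\sum_{m\ge0}a^m\tau_m=(1+q)^dq^{\hat n}$ in trace norm, and $Q_{\tau_m}(z)=r^{2m}/m!$. Consequently $\theta_M$ is an operator on $\mathcal{H}^M$ with
\[
0\le\theta_M\le(1+q)^dq^{\hat n},\qquad Q_{\theta_M}(z)=e_M(ar^2).
\]
\end{lemma}

\begin{proof}
Put $y=a/2=q/(1+q)$, so that $1+q=(1-y)^{-1}$ and $q=y/(1-y)$. The binomial series gives, for each $k$,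
\[
(1+q)^dq^k=\frac{y^k}{(1-y)^{k+d}}=\sum_{m\ge k}\binom{m+d-1}{k+d-1}y^m ,
\]
and the right side is the eigenvalue of $\sum_ma^m\tau_m$ on the range of $E_k$. All terms are nonnegative, so $(1+q)^dq^{\hat n}-\theta_M\ge0$, and its trace tends to $0$ as the tail of a convergent double series. By \eqref{eq:parity} and \eqref{eq:thermal}, $\sum_ma^mQ_{\tau_m}(z)=e^{ar^2}$ for each $z$. As $t$ runs through $(0,\infty)$, $a$ runs through $(0,1)$, while $\tau_m$ does not depend on $a$. Two power series in $a$ that converge and agree on $(0,1)$ have the same coefficients.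
\end{proof}

Obstacle (O2) now reads $e_M(s)/e^s\to0$ as $s\to\infty$. The way out is that the operator to be repaired is itself on $\mathcal{H}^N$, so its $Q$ is a polynomial. Far out, the exponential lower bound is wasteful and a single term of $e_M$ of degree higher than that of $Q$ wins; on the remaining compact set, $e_M$ is close to the exponential once $M$ is large.

\begin{lemma}\label{lem:repair}
Let $Q$ be a real polynomial on $\mathbb{R}^{2d}$ of degree at most $2N$, and let $a,\eta>0$ satisfy $Q(z)\ge-\eta e^{ar^2}$ for all $z$. Then there is $M\ge N+1$ such that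
\[
Q(z)+2\eta\,e_M(ar^2)\ge\tfrac\eta2\,e_M(ar^2)\qquad\text{for all }z .
\]
\end{lemma}

\begin{proof}
Write $s=ar^2$. A monomial of degree $j\le2N$ is bounded by $r^j\le(1+r^2)^N$, so $Q\ge-C(1+s/a)^N$ for some $C>0$. Choose $s_0$ with $C(1+s/a)^N\le\eta s^{N+1}/(N+1)!$ for all $s\ge s_0$. Then choose $M\ge N+1$ with $e^s-e_M(s)\le\frac14$ on $[0,s_0]$, so that $e_M(s)\ge\frac34e^s$ there. If $s\le s_0$, then $Q+2\eta e_M(s)\ge-\eta e^s+\frac32\eta e^s=\frac\eta2e^s\ge\frac\eta2e_M(s)$. If $s\ge s_0$, then $Q\ge-\eta s^{N+1}/(N+1)!\ge-\eta e_M(s)$, so $Q+2\eta e_M(s)\ge\eta e_M(s)$.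
\end{proof}

The constant $C$ is not small and depends on $N$ in an uncontrolled way. It affects only the size of $M$, and this costs nothing, because $\theta_M$ is bounded by $(1+q)^dq^{\hat n}$ uniformly in $M$.

\section{Proof of Theorems~\ref{thm:A} and~\ref{thm:B}}\label{sec:proofAB}

\begin{proposition}\label{prop:B}
Let $\rho\in\mathcal{D}_+$, $t>0$, $N\in\mathbb{N}$ and $\delta>0$ with $\|\rho-P_N\rho P_N\|_1\le\delta$. Then there is $M\ge N+1$ such that
\[
B=GP_N\rho P_NG+2^{d+1}\delta\,\theta_M
\]
is a positive operator on $\mathcal{H}^M$ with $Q_B(z)\ge2^{d-1}\delta\,e_M(ar^2)>0$ for all $z$.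
\end{proposition}

\begin{proof}
Let $A=GP_N\rho P_NG\ge0$. Since $G$ commutes with $P_N$, it is an operator on $\mathcal{H}^N$, and $Q_A$ is a real polynomial of degree at most $2N$ by Lemma~\ref{lem:poly}. Write $A=G\rho G-G(\rho-P_N\rho P_N)G$. Lemma~\ref{lem:filter}(i) gives $Q_{G\rho G}\ge0$, and Lemma~\ref{lem:filter}(ii) bounds the second term, so $Q_A\ge-2^d\delta e^{ar^2}$. Apply Lemma~\ref{lem:repair} with $\eta=2^d\delta$ and use $Q_{\theta_M}=e_M(ar^2)$ from Lemma~\ref{lem:tau}.
\end{proof}

\begin{proof}[Proof of Theorems~\ref{thm:A} and~\ref{thm:B}]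
Let $\rho\in\mathcal{D}_+$, and let $f$ be as in Theorem~\ref{thm:B}(ii) with $\operatorname{tr}(\Lambda^2\rho)<\infty$. The choice $f\equiv1$ is admissible for every $\rho$; then $\Lambda=1$ and $\sigma=\rho$ below, and this case is all that is needed for part (i) and for Theorem~\ref{thm:A}.

\emph{The weighted operator.} We have
\[
\sum_{\alpha,\beta}f(|\alpha|)^2|\langle h_\alpha,\rho^{1/2}h_\beta\rangle|^2=\sum_\alpha f(|\alpha|)^2\|\rho^{1/2}h_\alpha\|^2=\operatorname{tr}(\Lambda^2\rho)<\infty,
\]
so the matrix $f(|\alpha|)\langle h_\alpha,\rho^{1/2}h_\beta\rangle$ defines a Hilbert--Schmidt operator $T$ with $\Lambda^{-1}T=\rho^{1/2}$. Then $\sigma=TT^*$ is positive and trace class, and $\rho=\Lambda^{-1}\sigma\Lambda^{-1}$, that is, $\sigma=\Lambda\rho\Lambda$. Since $f\ge1$ we have $\|\Lambda^{-1}\|\le1$, so $\|X\|_1\le\|\Lambda X\Lambda\|_1$ whenever the right side is defined.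

\emph{The cost of the repair.} By Lemma~\ref{lem:tau}, for every $M$,
\[
\operatorname{tr}(\Lambda^2\theta_M)\le C_t:=(1+q)^d\sum_{k\ge0}\binom{k+d-1}{d-1}f(k)^2q^k .
\]
The series converges: for $q<q'<1$ the numbers $\binom{k+d-1}{d-1}(q/q')^k$ are bounded, and $\sum_kf(k)^2q'^k<\infty$. For $f\equiv1$, $C_t=(\tanh t)^{-d}$.

\emph{Choice of parameters.} Let $0<\varepsilon<\frac14$. By Lemma~\ref{lem:strong} fix $t>0$ with $\|G\sigma G-\sigma\|_1<\varepsilon$. Next fix $\delta>0$ with $\delta+2^{d+1}\delta C_t<\varepsilon$, and then, by Lemma~\ref{lem:strong} again, $N$ with $\|\sigma-P_N\sigma P_N\|_1\le\delta$. Since $P_N$ commutes with $\Lambda^{-1}$, also $\|\rho-P_N\rho P_N\|_1\le\delta$. Let $M$ and $B$ be given by Proposition~\ref{prop:B}.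

\emph{Distance to $\rho$.} The operators $G$, $P_N$, $\Lambda^{-1}$ and $\theta_M$ are functions of $\hat n$ and commute, so $\Lambda B\Lambda=GP_N\sigma P_NG+2^{d+1}\delta\Lambda^2\theta_M$ and
\[
\|\Lambda(B-\rho)\Lambda\|_1\le\|G\sigma G-\sigma\|_1+\|G(P_N\sigma P_N-\sigma)G\|_1+2^{d+1}\delta\operatorname{tr}(\Lambda^2\theta_M)<2\varepsilon .
\]
Hence $\|B-\rho\|_1<2\varepsilon$, and $b=\operatorname{tr}B$ satisfies $|b-1|<2\varepsilon$ and $b>\frac12$. The state $\tilde B=B/b$ lies in $\mathcal{D}_+^M$. From $\tilde B-\rho=b^{-1}(B-\rho)+(b^{-1}-1)\rho$ we get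
\[
\|\tilde B-\rho\|_1\le\|\Lambda(\tilde B-\rho)\Lambda\|_1<4\varepsilon(1+\operatorname{tr}\sigma).
\]
Taking $\varepsilon=\varepsilon_k\to0$ produces $\rho_k\in\mathcal{D}_+^{M_k}$ with the convergence claimed in (i) and (ii). For $d=1$ this is the first statement of Theorem~\ref{thm:A}, and Lemma~\ref{lem:convex}(a) gives the second.

\emph{Interior point.} Both positivity conditions hold for $\tilde B$ with a margin. First, $\tilde B\ge b^{-1}2^{d+1}\delta a^M\tau_M\ge c_1P_M$ with $c_1>0$. Second, comparing $e_M(ar^2)=\sum_{m\le M}a^mr^{2m}/m!$ with $(1+r^2)^M=\sum_{m\le M}\binom Mmr^{2m}$ term by term, Proposition~\ref{prop:B} gives $Q_{\tilde B}\ge c_2(1+r^2)^M$ with $c_2>0$. By Lemma~\ref{lem:poly}, $H\mapsto Q_H$ is a linear map from the finite-dimensional space of Hermitian operators on $\mathcal{H}^M$ to the polynomials of degree at most $2M$, on which $\sup_z|Q(z)|/(1+r^2)^M$ is a norm. So $|Q_H|\le C'\|H\|_1(1+r^2)^M$, and also $H\ge-\|H\|_1P_M$. If $\operatorname{tr}H=0$ and $\|H\|_1\le\min(c_1,c_2/C')$, then $\tilde B+H\in\mathcal{D}_+^M$.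 This completes (i) and (ii).

\emph{Phase invariance.} If $\rho$ commutes with $e^{i\phi\hat n}$, so does $B$, because $G$, $P_N$ and $\theta_M$ do. This is (iii), for the same sequence $\rho_k$.
\end{proof}

\begin{remark}[where the hypotheses enter]
The assumption $W\rho\ge0$ is used once, through Lemma~\ref{lem:filter}(i), and it is necessary because $\mathcal{D}_+$ is closed. The filter keeps the repair cheap: at $t=0$ one would have $a=1$, the bound of Lemma~\ref{lem:filter}(ii) would reduce to a uniform bound as in (O1), and for $d=1$ the trace of $\theta_M$ would be $M+1$. Since $C_t\ge(\tanh t)^{-d}\to\infty$ as $t\to0$, one must choose $\delta$ and $N$ after $t$. Since $M$ is chosen after $\delta$, the bound on $\operatorname{tr}(\Lambda^2\theta_M)$ must be uniform in $M$, and this is what the growth condition on $f$ provides. The condition $\operatorname{tr}(\Lambda^2\rho)<\infty$ cannot be dropped from (ii): $\Lambda\rho_k\Lambda$ has finite rank, so $\Lambda(\rho_k-\rho)\Lambda$ is trace class only if $\Lambda\rho\Lambda$ is.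
\end{remark}

\section{Extreme points}\label{sec:extreme}

So far each $\rho\in\mathcal{D}_+$ is approximated by convex combinations of points of $\bigcup_N\operatorname{Extr}(\mathcal{D}_+^N)$, and in fact by interior points of the $\mathcal{D}_+^{M}$. The tool for passing from convex combinations to the points themselves is Milman's theorem \cite[Theorem 3.25]{Rudin}: \emph{if $K$ is a compact subset of a locally convex space and its closed convex hull is also compact, then every extreme point of the closed convex hull lies in $K$.}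

Compactness forces a weaker topology. The self-adjoint trace-class operators form the dual of the real Banach space of self-adjoint compact operators, with pairing $\operatorname{tr}(\rho T)$. That space is separable, so the unit ball of the dual is weak*-compact and metrizable. The set $\mathcal{D}_+$ is not weak*-closed, because trace can escape to infinity: for $d=1$, \eqref{eq:coherent} shows that $\phi_w\to0$ weakly as $|w|\to\infty$, so $|\phi_w\rangle\langle\phi_w|\to0$ weak*. We therefore allow trace less than one, and recover the trace norm at the end. Let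
\[
\mathcal{X}=\{\rho\ge0:\ \operatorname{tr}\rho\le1,\ W\rho\ge0\}.
\]

\begin{lemma}\label{lem:compact}
$\mathcal{X}$ is convex, weak*-compact and metrizable.
\end{lemma}

\begin{proof}
Convexity is clear. The condition $\rho\ge0$ is weak*-closed, being $\operatorname{tr}(\rho|\psi\rangle\langle\psi|)\ge0$ for all $\psi$, and for $\rho\ge0$ the condition $\operatorname{tr}\rho\le1$ says that $\rho$ lies in the unit ball. It remains to show that $W\rho\ge0$ is a weak*-closed condition. The operator $\Pi_z$ in \eqref{eq:parity} is not compact, but the filter repairs this: $W\rho\ge0$ holds if and only if $W(G_t\rho G_t)(z)\ge0$ for all $t>0$ and all $z$. One direction is Lemma~\ref{lem:filter}(i), and the other follows from Lemma~\ref{lem:strong} and \eqref{eq:parity} as $t\to0$. Now $\pi^dW(G_t\rho G_t)(z)=\operatorname{tr}(\rho\,G_t\Pi_zG_t)$, and $G_t\Pi_zG_t$ is self-adjoint and compact, since $G_t$ is trace class.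
\end{proof}

\begin{lemma}\label{lem:upgrade}
If $\rho_k$ and $\rho$ are states and $\rho_k\to\rho$ weak*, then $\|\rho_k-\rho\|_1\to0$.
\end{lemma}

\begin{proof}
Let $P$ be a projection and $\omega$ a state with $\operatorname{tr}(P\omega)>1-\varepsilon$. Then $\|(1-P)\omega\|_1\le\|(1-P)\omega^{1/2}\|_2\|\omega^{1/2}\|_2<\sqrt\varepsilon$, and the adjoint $\omega(1-P)$ has the same norm. From $\omega-P\omega P=(1-P)\omega+P\omega(1-P)$ we get $\|\omega-P\omega P\|_1<2\sqrt\varepsilon$. Given $\varepsilon>0$, take $P=P_N$ with $\operatorname{tr}(P\rho)>1-\varepsilon$. Since $P$ has finite rank, $\operatorname{tr}(P\rho_k)>1-\varepsilon$ for large $k$, and $P\rho_kP\to P\rho P$ entrywise, hence in trace norm. Therefore $\limsup_k\|\rho_k-\rho\|_1\le4\sqrt\varepsilon$.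
\end{proof}

\begin{proof}[Proof of Theorem~\ref{thm:C}]
Let $E=\{0\}\cup\bigcup_N\operatorname{Extr}(\mathcal{D}_+^N)\subseteq\mathcal{X}$, and let $K$ be its weak* closure, which is compact by Lemma~\ref{lem:compact}. The weak*-closed convex hull $\mathcal{Y}$ of $K$ is contained in $\mathcal{X}$. Conversely, let $0\ne\rho\in\mathcal{X}$. Then $\hat\rho=\rho/\operatorname{tr}\rho\in\mathcal{D}_+$ is, by Theorem~\ref{thm:B}(i) and Lemma~\ref{lem:convex}(a), a trace-norm limit, hence a weak* limit, of elements of $\operatorname{conv}E$. So $\hat\rho\in\mathcal{Y}$, and $\rho=(\operatorname{tr}\rho)\hat\rho+(1-\operatorname{tr}\rho)\,0\in\mathcal{Y}$. Thus $\mathcal{Y}=\mathcal{X}$, and Milman's theorem gives $\operatorname{Extr}(\mathcal{X})\subseteq K$.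

Let $\rho\in\operatorname{Extr}(\mathcal{D}_+)$. If $\rho=\lambda\sigma_1+(1-\lambda)\sigma_2$ with $\sigma_i\in\mathcal{X}$ and $0<\lambda<1$, taking traces forces $\operatorname{tr}\sigma_i=1$, so $\sigma_i\in\mathcal{D}_+$ and $\sigma_1=\sigma_2$. Hence $\rho\in\operatorname{Extr}(\mathcal{X})\subseteq K$, and by metrizability there are $\rho_k\in E$ with $\rho_k\to\rho$ weak*. Since $\rho\ne0$, only finitely many $\rho_k$ vanish. After dropping them, $\rho_k\in\operatorname{Extr}(\mathcal{D}_+^{N_k})$ for some $N_k$, and Lemma~\ref{lem:upgrade} gives convergence in trace norm. This proves the first statement and the inclusion ``$\subseteq$''. The inclusion ``$\supseteq$'' follows from Lemma~\ref{lem:convex}(b).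
\end{proof}

\begin{remark}
For $d=1$ and $w\ne0$, apply Theorem~\ref{thm:C} to the coherent state $|\phi_w\rangle\langle\phi_w|$. By Proposition~\ref{prop:pure}, all but finitely many of the approximating extreme points are mixed states. So mixed extreme points of $\mathcal{D}_+$, like the boundary points of the ellipsoid in Example~\ref{ex:H1} other than the vacuum, accumulate at every coherent state with $w\neq0$.
\end{remark}

\begin{thebibliography}{9}

\bibitem{CCDDPV}
Nicolas J. Cerf, Ulysse Chabaud, Jack Davis, Nuno C. Dias, Jo\~ao N. Prata, and Zacharie Van Herstraeten,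
\emph{Characterising the sets of quantum states with non-negative Wigner function},
arXiv:2512.14820 (2025).

\bibitem{Rudin}
Rudin, \emph{Functional Analysis}.

\end{thebibliography}
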